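\title{Absence of embedded eigenvalues for discrete Schr\"odinger operators with potentials $o(|n|^{-1})$}

\begin{abstract}
We prove that for $d\ge 2$ and every real potential $V_n=o(|n|^{-1})$ the operator $-\Delta+V$ on $\ell^2(\mathbb Z^d)$ has no eigenvalue in $(-2d,2d)$ other than, possibly, the thresholds $-2d+4k$. More precisely, $E$ is not an eigenvalue as soon as $\limsup|n||V_n|$ is smaller than half the minimal group velocity at energy $E$. Every threshold is an eigenvalue for some $V=O(|n|^{-2})$, and $o(|n|^{-1})$ cannot be replaced by $O(|n|^{-1})$. A commutator argument gives exponential decay of an eigenfunction $u$ at some rate. Carleman estimates with weights $e^{a\cdot n+\rho|n|}$ then constrain the boundary of the convex set of all $\eta$ with $e^{\eta\cdot n}u\in\ell^2$, and this constraint turns out to be incompatible with convexity.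
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The question}

Let $d\ge2$, let $e_1,\dots,e_d$ be the canonical basis of $\mathbb Z^d$, and let $|n|$ be the Euclidean norm. On $\ell^2(\mathbb Z^d)$ consider
\[
H_V=H_0+V,\qquad H_0=-\Delta,\qquad (\Delta u)(n)=\sum_{j=1}^d\bigl(u(n+e_j)+u(n-e_j)\bigr),
\]
where the potential $V=(V_n)_{n\in\mathbb Z^d}$ acts by multiplication. The Fourier transform $\hat u(\theta)=\sum_n u(n)e^{-in\cdot\theta}$ turns $H_0$ into multiplication by
\[
\omega(\theta)=-2\sum_{j=1}^d\cos\theta_j ,\qquad \theta\in\mathbb T^d=(\mathbb R/2\pi\mathbb Z)^d .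
\]
Hence the spectrum of $H_0$ is $[-2d,2d]$, and $H_0$ has no eigenvalue because the level sets of $\omega$ have measure zero. If $V$ is real and $V_n\to0$, then multiplication by $V$ is compact, and by Weyl's theorem the essential spectrum of $H_V$ is again $[-2d,2d]$. How fast must $V$ decay so that no eigenvalue of $H_V$ is embedded in this interval?

Three facts point to the rate $|n|^{-1}$. In the continuum, a classical result of Kato states that $-\Delta+V$ on $L^2(\mathbb R^d)$ has no positive eigenvalue if $V(x)=o(|x|^{-1})$. In the discrete setting, Wigner--von Neumann potentials satisfy $V_n=O(|n|^{-1})$ and can produce eigenvalues in the interior of the essential spectrum. For $d=1$, the condition $V_n=o(|n|^{-1})$ is the sharp decay condition ensuring that the interior of the essential spectrum is purely absolutely continuous. Damanik and Zhao \cite{DZ} state that ``a discrete analogue of Kato's result in dimensions $d\ge2$ is not yet known,'' without fixing the precise form of such an analogue.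

To fix a form, consider velocities. A wave packet with momentum $\theta$ travels under $H_0$ with the group velocity $\nabla\omega(\theta)=2(\sin\theta_j)_j$. If the velocity vanishes nowhere on the energy surface $\{\omega=E\}$, a state of energy $E$ runs off to the region where $V$ is small, and one expects that a weak potential cannot hold it. The velocity vanishes exactly at $\theta\in\{0,\pi\}^d$, and the corresponding critical values of $\omega$ are the \emph{thresholds}
\[
E_k=-2d+4k,\qquad k=0,1,\dots,d .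
\]
The continuum symbol $|\xi|^2$ has the single critical value $0$, so the thresholds have no counterpart in the energy range $(0,\infty)$ of Kato's theorem. One natural formulation is therefore the following.

\medskip
\noindent\emph{Is it true that for every $d\ge2$ and every real $V$ with $V_n=o(|n|^{-1})$ the operator $H_V$ has no eigenvalue in $(-2d,2d)\setminus\{E_0,\dots,E_d\}$?}

\subsection{Results}

The answer is yes.

\begin{theorem}\label{thm:main}
Let $d\ge2$ and let $V$ be real with $V_n=o(|n|^{-1})$ as $|n|\to\infty$. Then $H_V$ has no eigenvalue in $(-2d,2d)\setminus\{E_0,\dots,E_d\}$.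
\end{theorem}

The proof gives a quantitative statement. For $E\in(-2d,2d)$ not a threshold let
\begin{equation}\label{eq:gammadef}
\gamma(E)=\min\Bigl\{\Bigl(\sum_j\sin^2\theta_j\Bigr)^{1/2}:\ \theta\in\mathbb T^d,\ \omega(\theta)=E\Bigr\},
\end{equation}
half the smallest speed on the energy surface; it is positive because all $\sin\theta_j$ vanish simultaneously only at threshold energies.

\begin{theorem}\label{thm:strong}
Let $d\ge2$, let $V$ be a complex-valued potential, and let $u$ solve $-\Delta u+Vu=Eu$ on $\mathbb Z^d$.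
\begin{enumerate}
\item[(a)] If $E\in(-2d,2d)$ is not a threshold, $\limsup_{|n|\to\infty}|n||V_n|<\gamma(E)$ and $u\in\ell^2$, then $u=0$. Moreover,
\[
\gamma(E)=\tfrac12\sqrt{(E-E_k)(E_{k+1}-E)}\qquad\text{for }E_k<E<E_{k+1}.
\]
\item[(b)] If $E\in(-2d,2d)$, thresholds allowed, $V_n=o(|n|^{-1/2})$ and $e^{\alpha|n|}u\in\ell^2$ for some $\alpha>0$, then $u=0$.
\end{enumerate}
\end{theorem}

Theorem~\ref{thm:main} is the case $\limsup|n||V_n|=0$ of part (a). We do not claim that the constant $\gamma(E)$ is optimal. The set of energies and the rate of decay in Theorem~\ref{thm:main} are sharp in the following sense.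

\begin{theorem}\label{thm:sharp}
Let $d\ge2$.
\begin{enumerate}
\item[(i)] Every threshold $E_k$, $0\le k\le d$, is an eigenvalue of $H_V$ for some real $V=O(|n|^{-2})$.
\item[(ii)] Every real $E$ with $|E|>2d$ is an eigenvalue of $H_V$ for some real $V$ supported at $0$.
\item[(iii)] For $E\in\mathbb R$: no real $V=o(|n|^{-1})$ has $E$ as an eigenvalue if and only if $E\in(-2d,2d)\setminus\{E_0,\dots,E_d\}$.
\item[(iv)] Each of the non-threshold energies $-2(d-1)+4k$, $0\le k\le d-1$, is an eigenvalue of $H_V$ for some real $V=O(|n|^{-1})$.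
\end{enumerate}
\end{theorem}

\subsection{The method}

Let $u\ne0$ be an eigenfunction. First, a positive commutator argument, which compares $|n||V_n|$ with $\gamma(E)$, shows that $u$ decays exponentially at some small rate. This reduces part (a) of Theorem~\ref{thm:strong} to part (b).

For part (b) one would like to improve the rate of decay step by step until it exceeds every bound; on the lattice, a solution that decays faster than every exponential vanishes by a two-line argument. The difficulty is that the improvement can stop. Even at energies inside the spectrum, $H_0-E$ annihilates functions such as $e^{-bn_1}(-1)^{n_2}$, which decay exponentially in a half-space, and an estimate that looks at one direction at a time cannot exclude that $u$ behaves like this. We therefore record the decay in all directions at once, through the convex set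
\[
K=\{\eta\in\mathbb R^d:\ e^{\eta\cdot n}u\in\ell^2\}.
\]
A Carleman estimate shows that wherever a ball inscribed in $K$ touches $\partial K$, the point of contact $\eta$ and the normal $x$ satisfy an explicit system of equations (Proposition~\ref{prop:touch}). At the point of $\partial K$ nearest to the origin the system can be solved by hand, and near that point its solutions form finitely many smooth sheets, each of which bends away from the origin in at least one direction. The boundary of a convex set cannot follow such sheets.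

Section~\ref{sec:examples} contains the examples of Theorem~\ref{thm:sharp}. Section~\ref{sec:K} introduces $K$ and the contact equations. Section~\ref{sec:plane} derives the contradiction for $d=2$, where it can be seen in a picture, and Section~\ref{sec:higher} for all $d$. The Carleman estimate is proved in Section~\ref{sec:carleman} and the initial exponential decay in Section~\ref{sec:decay}.

\subsection*{Conventions}
For $\zeta\in\mathbb C^d$ we write $\omega(\zeta)=-2\sum_j\cos\zeta_j$ and $\sin\zeta=(\sin\zeta_j)_j$. The dot product $x\cdot s=\sum_jx_js_j$ is bilinear, and the inner product $\langle\cdot,\cdot\rangle$ of $\ell^2$ is antilinear in the first slot. We put $\langle x\rangle=(1+|x|^2)^{1/2}$, $\hat x=x/|x|$, and, for a real unit vector $x$ and $s\in\mathbb C^d$, $\Pi_xs=s-(x\cdot s)x$; thus $\Pi_xs=0$ if and only if $s\in\mathbb Cx$. We use constantly that for real $\theta,\eta$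
\begin{equation}\label{eq:trig}
\cos(\theta+i\eta)=\cos\theta\cosh\eta-i\sin\theta\sinh\eta,\qquad \sin(\theta+i\eta)=\sin\theta\cosh\eta+i\cos\theta\sinh\eta .
\end{equation}

\section{Eigenvalues that do occur}\label{sec:examples}

A real $u\in\ell^2$ without zeros is an eigenfunction with eigenvalue $E$ for the real potential $V=E+(\Delta u)/u$. To make $V$ small we multiply a solution of the free equation with values $\pm1$ by a slowly varying amplitude.

\begin{proof}[Proof of Theorem~\ref{thm:sharp}]
Let $w(x)=\langle x\rangle^{-s}$ with $s>d/2$, so that $w>0$ and $w\in\ell^2$. The derivatives of order $h$ of $w$ are $O(\langle x\rangle^{-s-h})$, and $\langle x\rangle$ is comparable to $\langle n\rangle$ for $|x-n|\le1$. By Taylor's formula,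
\begin{equation}\label{eq:wdiff}
\frac{w(n+e_j)-w(n-e_j)}{w(n)}=-\frac{2sn_j}{\langle n\rangle^2}+O(\langle n\rangle^{-2}),\qquad \frac{w(n+e_j)+w(n-e_j)-2w(n)}{w(n)}=O(\langle n\rangle^{-2}).
\end{equation}

(i) Let $\sigma\in\{\pm1\}^d$ have $k$ entries equal to $-1$ and put $u(n)=\prod_j\sigma_j^{n_j}\,w(n)$. Then $E=-2\sum_j\sigma_j=-2(d-2k)=E_k$, and since $u(n\pm e_j)/u(n)=\sigma_jw(n\pm e_j)/w(n)$,
\[
V_n=E+\frac{(\Delta u)(n)}{u(n)}=\sum_j\sigma_j\,\frac{w(n+e_j)+w(n-e_j)-2w(n)}{w(n)}=O(|n|^{-2}).
\]

(ii) Let $u=(H_0-E)^{-1}\delta_0$, which is real because $H_0-E$ has real matrix elements. The operator $(H_0-E)^{-1}$ is definite, so $u(0)=\langle\delta_0,(H_0-E)^{-1}\delta_0\rangle\ne0$. With $V=-u(0)^{-1}\delta_0$ we have $Vu=-\delta_0$, hence $(H_0+V-E)u=0$.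

(iii) A real number outside $(-2d,2d)\setminus\{E_0,\dots,E_d\}$ is a threshold or has modulus larger than $2d$, so the equivalence follows from (i), (ii) and Theorem~\ref{thm:main}.

(iv) Let $f(m)=\sqrt2\cos(\frac{\pi m}2-\frac\pi4)$, the $4$-periodic sequence $1,1,-1,-1$, which satisfies $f(m+1)+f(m-1)=0$. Let $\sigma_2,\dots,\sigma_d\in\{\pm1\}$, with $k$ entries equal to $-1$, and $u(n)=f(n_1)\prod_{j\ge2}\sigma_j^{n_j}\,w(n)$. Put $E=-2\sum_{j\ge2}\sigma_j=-2(d-1)+4k$. This is not a threshold, since $E+2d=2+4k$ is not a multiple of $4$. Using $f(n_1-1)=-f(n_1+1)$ we find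
\[
V_n=\frac{f(n_1+1)}{f(n_1)}\,\frac{w(n+e_1)-w(n-e_1)}{w(n)}+\sum_{j\ge2}\sigma_j\,\frac{w(n+e_j)+w(n-e_j)-2w(n)}{w(n)}=O(|n|^{-1}).\qedhere
\]
\end{proof}

The difference between (i) and (iv) is the velocity. In (i) all $\sin\theta_j$ vanish and the amplitude enters through second differences only; in (iv) the momentum $\theta_1=\pm\pi/2$ has nonzero velocity and a first difference survives.

\begin{remark}\label{rem:examples}
In (iv) the energy is the midpoint $E_k+2$, where $\gamma(E)=1$, while \eqref{eq:wdiff} gives $\limsup|n||V_n|=2s>d$, in agreement with Theorem~\ref{thm:strong}(a). Since $s$ may be taken arbitrarily large in (i) and (iv), exponential decay in Theorem~\ref{thm:strong}(b) cannot be replaced by decay of any fixed polynomial order.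
\end{remark}

\section{Exponents of decay and complex momenta}\label{sec:K}

In Sections~\ref{sec:K}--\ref{sec:carleman} we prove Theorem~\ref{thm:strong}(b) by contradiction. The standing assumptions are
\begin{equation}\label{eq:standing}
E\in(-2d,2d),\quad V_n=o(|n|^{-1/2}),\quad (H_0+V-E)u=0,\quad u\ne0,\quad e^{\alpha|n|}u\in\ell^2
\end{equation}
for some $\alpha>0$. In particular $V$ is bounded. We put $\lambda=-E/2\in(-d,d)$, so that $\omega(\zeta)=E$ reads $\sum_j\cos\zeta_j=\lambda$.

\subsection{The set $K$ and its inscribed balls}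

Let $K=\{\eta\in\mathbb R^d:e^{\eta\cdot n}u\in\ell^2\}$, with interior $K^\circ$, closure $\overline K$ and boundary $\partial K$.

\begin{lemma}\label{lem:K}
The set $K$ is convex, contains the closed ball $\overline B(0,\alpha)$, and is not all of $\mathbb R^d$. For every compact $Q\subset K^\circ$ there is $C_Q$ such that $|u(n)|\le C_Qe^{-\eta\cdot n}$ for all $n\in\mathbb Z^d$ and all $\eta\in Q$.
\end{lemma}

\begin{proof}
Convexity follows from $e^{2(s\eta+(1-s)\eta')\cdot n}\le se^{2\eta\cdot n}+(1-s)e^{2\eta'\cdot n}$ for $0\le s\le1$, and the inclusion from $\eta\cdot n\le\alpha|n|$ for $|\eta|\le\alpha$.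

Suppose $te_1\in K$ with $t>0$ and let $w=e^{tn_1}u\in\ell^2$. The equation at the site $n+e_1$, solved for $u(n)$, is
\[
u(n)=-u(n+2e_1)-\sum_{j\ge2,\ \pm}u(n+e_1\pm e_j)+(V_{n+e_1}-E)\,u(n+e_1).
\]
All sites on the right lie one or two steps further in the direction $e_1$. Multiplying by $e^{tn_1}$ and taking norms gives $\|w\|\le(e^{-2t}+C_0e^{-t})\|w\|$ with $C_0=2d-2+\|V\|_\infty+|E|$. For large $t$ this forces $w=0$, contrary to $u\ne0$. So $te_1\notin K$ for large $t$.

Finally, cover $Q$ by finitely many cubes contained in $K$. Then $Q$ lies in the convex hull of their vertices $\eta^1,\dots,\eta^M\in K$, and for $\eta\in Q$ we have $e^{\eta\cdot n}|u(n)|\le\max_he^{\eta^h\cdot n}|u(n)|\le\max_h\|e^{\eta^h\cdot n}u\|$.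
\end{proof}

Since $\emptyset\ne K\ne\mathbb R^d$, the boundary $\partial K$ is nonempty. For $a\in K^\circ$ let $\rho(a)=\operatorname{dist}(a,\partial K)\in(0,\infty)$, a $1$-Lipschitz function of $a$. A unit vector $x$ is a \emph{contact direction at $a$} if $a+\rho(a)x\in\partial K$; at least one exists because $\partial K$ is closed. The next lemma contains everything we use about convexity.

\begin{lemma}\label{lem:balls}
Let $a,a'\in K^\circ$ with contact directions $x,x'$. Then
\begin{enumerate}
\item[(i)] the open ball $B(a,\rho(a))$ is contained in $K^\circ$;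
\item[(ii)] $\eta\cdot x\le a\cdot x+\rho(a)$ for all $\eta\in\overline K$;
\item[(iii)] $(a-a')\cdot(x-x')\ge0$.
\end{enumerate}
\end{lemma}

\begin{proof}
(i) The ball is connected, meets $K^\circ$ and does not meet $\partial K$.

(ii) By the supporting hyperplane theorem, at the boundary point $a+\rho(a)x$ of the convex set $K$ there is a unit vector $y$ with $\eta\cdot y\le(a+\rho(a)x)\cdot y$ for all $\eta\in\overline K$. By (i) we may take $\eta=a+\rho(a)y$, which gives $1\le x\cdot y$, that is, $y=x$.

(iii) Apply (ii) to $\eta=a'+\rho(a')x\in\overline K$ to get $a'\cdot x+\rho(a')\le a\cdot x+\rho(a)$. Exchanging the roles, $a\cdot x'+\rho(a)\le a'\cdot x'+\rho(a')$. Add the two inequalities.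
\end{proof}

Part (ii) says that $x$ is the outer normal of $K$ at the point of contact. Part (iii) says that when the center moves, the normal turns in the same sense.

\subsection{The contact equations}

Which pairs (boundary point, normal) should one expect? The following heuristic is not used in the proofs. Suppose that in a cone of directions $u(n)\approx e^{iS(n)}$, with $S$ complex, smooth and positively homogeneous of degree one, and neglect $V$. Then $u(n\pm e_j)/u(n)\approx e^{\pm i\partial_jS}$, and the equation becomes $\omega(\nabla S)=E$. Differentiating, $D^2S(x)\sin\zeta=0$ for $\zeta=\nabla S(x)$. By homogeneity $D^2S(x)x=0$, so if the kernel of $D^2S(x)$ is one-dimensional, then $\sin\zeta\in\mathbb Cx$: the complex group velocity points in the direction of observation. Moreover $|u|\approx e^{-\operatorname{Im}S}$ with $\operatorname{Im}S(x)=\operatorname{Im}\zeta\cdot x$, which suggests that $\operatorname{Im}\zeta$ is the point of $\partial K$ with outer normal $x$.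

Accordingly, for a real unit vector $x$ we call $\zeta\in\mathbb C^d$ a \emph{characteristic momentum in direction $x$} if
\begin{equation}\label{eq:char}
\sum_j\cos\zeta_j=\lambda,\qquad \sin\zeta\in\mathbb Cx .
\end{equation}
These conditions are $2\pi$-periodic in each $\operatorname{Re}\zeta_j$. The analytic core of the paper is the following statement, proved in Section~\ref{sec:carleman}.

\begin{proposition}\label{prop:touch}
Assume \eqref{eq:standing}. Let $a\in K^\circ$ and let $x$ be a contact direction at $a$. Then there is a characteristic momentum $\zeta$ in direction $x$ with $\operatorname{Im}\zeta=a+\rho(a)x$.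
\end{proposition}

In two familiar situations the analogue of \eqref{eq:char} has only real solutions. For the continuum symbol it reads $\zeta\cdot\zeta=E>0$, $\zeta\in\mathbb Cx$, so $\zeta=\pm\sqrt E\,x$. For $d=1$ and $|\lambda|<1$, the equation $\cos(\theta+i\eta)=\lambda$ gives $\sin\theta\sinh\eta=0$, and $\sin\theta=0$ would give $|\lambda|=\cosh\eta\ge1$; so $\eta=0$. A real momentum cannot occur in Proposition~\ref{prop:touch}, because $0\in K^\circ$. For $d\ge2$, however, there are nonreal solutions. Let $\theta\in\{0,\pi\}^d$, $\sigma_j=\cos\theta_j$ and $\zeta=\theta+i\eta$ with $\eta\ne0$. By \eqref{eq:trig}, $\cos\zeta_j=\sigma_j\cosh\eta_j$ and $\sin\zeta_j=i\sigma_j\sinh\eta_j$, so \eqref{eq:char} holds if and only if $\eta$ lies on the hypersurface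
\begin{equation}\label{eq:Sigma}
\Sigma_\sigma=\Bigl\{\eta\in\mathbb R^d:\ \sum_j\sigma_j\cosh\eta_j=\lambda\Bigr\}
\end{equation}
and $x$ is normal to $\Sigma_\sigma$ at $\eta$. If all $\sigma_j$ are equal, then $\Sigma_\sigma$ is empty, since $|\lambda|<d$. With mixed signs it need not be.

\begin{remark}\label{rem:outside}
For $E<-2d$, that is $\lambda>d$, the hypersurface $\Sigma_{(1,\dots,1)}$ is the boundary of the convex set $G=\{\sum_j\cosh\eta_j<\lambda\}\ni0$, and nothing obstructs exponential decay. Indeed, for the eigenfunction $u=(H_0-E)^{-1}\delta_0$ of Theorem~\ref{thm:sharp}(ii), the function $\hat u=1/(\omega-E)$ is analytic on $\{\operatorname{Im}\zeta\in G\}$ because $|\cos(\theta_j+i\eta_j)|\le\cosh\eta_j$; shifting the contour shows that $e^{\eta\cdot n}u$ has the bounded Fourier transform $\hat u(\theta+i\eta)$, so $G\subset K$. Thus Theorem~\ref{thm:strong}(b) fails for $E<-2d$. In the proof, the restriction on $E$ enters only in the last step of the next lemma.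
\end{remark}

\subsection{The boundary point nearest to the origin}

For the center $a=0$ the point of contact is parallel to the normal, and then \eqref{eq:char} can be solved completely.

\begin{lemma}\label{lem:rigid}
Let $\alpha_0>0$, $|x|=1$, and let $\zeta=\theta+i\alpha_0x$, $\theta\in\mathbb R^d$, satisfy $\sin\zeta=cx$ with $c\in\mathbb C$ and $\sum_j\cos\zeta_j=\lambda\in(-d,d)$. Put $Y=\{j:x_j\ne0\}$, $Z=\{j:x_j=0\}$, $k=|Y|$, $b=\alpha_0/\sqrt k$. Then $|x_j|=k^{-1/2}$ for $j\in Y$ and $\theta_j\in\pi\mathbb Z$ for all $j$. With $\sigma_j=\cos\theta_j=\pm1$, there is $\tau=\pm1$ such that $\sigma_j=\tau$ for $j\in Y$,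
\begin{equation}\label{eq:rigid}
c=i\tau\sqrt k\sinh b,\qquad \tau k\cosh b+\sum_{j\in Z}\sigma_j=\lambda ,
\end{equation}
and $\sigma_j=-\tau$ for at least one $j\in Z$.
\end{lemma}

\begin{proof}
Write $c=c_1+ic_2$. By \eqref{eq:trig}, $\sin\theta_j\cosh(\alpha_0x_j)=c_1x_j$ and $\cos\theta_j\sinh(\alpha_0x_j)=c_2x_j$. The imaginary part of $\sum_j\cos\zeta_j=\lambda$ gives
\[
0=\sum_j\sin\theta_j\sinh(\alpha_0x_j)=c_1\sum_jx_j\tanh(\alpha_0x_j).
\]
The last sum is positive, so $c_1=0$ and $\sin\theta_j=0$ for all $j$. For $j\in Y$ we have $\sigma_j\sinh(\alpha_0x_j)/x_j=c_2$. The function $s\mapsto\sinh(\alpha_0s)/s$ is even, positive, and strictly increasing on $(0,\infty)$. Hence $c_2\ne0$, $\sigma_j=\operatorname{sgn}c_2=:\tau$ on $Y$, and $|x_j|$ is constant on $Y$, so equal to $k^{-1/2}$. This gives the first identity in \eqref{eq:rigid}, and the real part of $\sum_j\cos\zeta_j=\lambda$ gives the second. If $\sigma_j=\tau$ for all $j\in Z$, in particular if $Z=\emptyset$, then $|\lambda|=k\cosh b+d-k>d$, which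 is excluded.
\end{proof}

Let $\alpha_0=\rho(0)$, let $x_*$ be a contact direction at $0$, and let $\eta_*=\alpha_0x_*\in\partial K$. Let $\mathcal Z$ be the set of characteristic momenta in direction $x_*$ with imaginary part $\eta_*$, taken modulo $2\pi\mathbb Z^d$. By Proposition~\ref{prop:touch}, $\mathcal Z\ne\emptyset$, and by Lemma~\ref{lem:rigid},
\[
\mathcal Z=\{\zeta^{(1)},\dots,\zeta^{(L)}\},\qquad \zeta^{(l)}=\theta^{(l)}+i\eta_*,\qquad\theta^{(l)}\in\{0,\pi\}^d .
\]
The data $Y,Z,k,b$ depend only on $\eta_*$, and $Z\ne\emptyset$. To each $l$ belong signs $\sigma^{(l)}_j=\cos\theta_j^{(l)}$ and $\tau_l$, the number $c^{(l)}=i\tau_l\sqrt k\sinh b$, and an index $j(l)\in Z$, fixed from now on, with $\sigma^{(l)}_{j(l)}=-\tau_l$.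

One contact point is not contradictory; we need contact points near $\eta_*$. Perturbing the center $0$ is not suitable, since the ball $B(0,\alpha_0)$ may touch $\partial K$ at several points and the contact may jump. We move the center toward $\eta_*$ first.

\begin{lemma}\label{lem:near}
Let $0<r<\alpha_0$ and $a_*=(\alpha_0-r)x_*$. Then $\rho(a_*)=r$. Let $a_\nu\to a_*$, let $x_\nu$ be a contact direction at $a_\nu$, and let $\zeta_\nu$ be a characteristic momentum in direction $x_\nu$ with $\operatorname{Im}\zeta_\nu=a_\nu+\rho(a_\nu)x_\nu$. Then $x_\nu\to x_*$, and the distance from $\zeta_\nu$ to $\mathcal Z$ modulo $2\pi\mathbb Z^d$ tends to $0$.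
\end{lemma}

\begin{proof}
The ball $\overline B(a_*,r)$ is internally tangent to $\overline B(0,\alpha_0)$ at $\eta_*$, so $\overline B(a_*,r)\setminus\{\eta_*\}\subset B(0,\alpha_0)\subset K^\circ$. Hence $\rho(a_*)=r$ and $\eta_*$ is the only point of $\partial K$ at distance $r$ from $a_*$. Since $\rho(a_\nu)\to r$, every limit point of the bounded sequence $a_\nu+\rho(a_\nu)x_\nu$ lies in $\partial K$ at distance $r$ from $a_*$. So the sequence tends to $\eta_*$, and $x_\nu\to x_*$. Modulo $2\pi\mathbb Z^d$ the $\zeta_\nu$ stay in a compact set, and every limit point $\zeta$ satisfies $\operatorname{Im}\zeta=\eta_*$, $\sum_j\cos\zeta_j=\lambda$ and $\Pi_{x_*}\sin\zeta=0$ by continuity, so it belongs to $\mathcal Z$.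
\end{proof}

\section{The plane}\label{sec:plane}

Let $d=2$. We show by hand that \eqref{eq:standing} contradicts Proposition~\ref{prop:touch}. Exchanging the coordinates or reflecting one of them preserves \eqref{eq:standing} and acts on $K$ in the same way, while $u\mapsto(-1)^{n_1+n_2}u$ replaces $(E,V)$ by $(-E,-V)$ and does not change $K$. As $Y$ and $Z$ are nonempty, both have one element, and we may assume $x_*=e_1$, $\eta_*=(b,0)$ and $\lambda\ge0$. The second identity in \eqref{eq:rigid} reads $\tau(\cosh b-1)=\lambda$. Hence $\tau=1$, $\lambda>0$, $\cosh b=1+\lambda$, and $\mathcal Z$ consists of the single point $(ib,\pi)$. It corresponds to the solution $e^{-bn_1}(-1)^{n_2}$ of $(H_0-E)w=0$.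

Fix $0<r<b$, let $a=a_*+te_2$ with small $t>0$, let $x$ be a contact direction at $a$, let $\eta=a+\rho(a)x$, and let $\zeta$ be given by Proposition~\ref{prop:touch}. By Lemma~\ref{lem:near}, $x$ is close to $e_1$ and $\zeta$ is close to $(ib,\pi)$.

\emph{The contact point lies on the curve $\Sigma=\{\cosh\eta_1-\cosh\eta_2=\lambda\}$.} Put $z_j=\cos\zeta_j$, so $z_1=\lambda-z_2$. Squaring $x_2\sin\zeta_1=x_1\sin\zeta_2$ gives
\begin{equation}\label{eq:quad}
x_1^2(1-z_2^2)=x_2^2(1-z_1^2)=x_2^2\bigl(1-(\lambda-z_2)^2\bigr).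
\end{equation}
This is a quadratic equation for $z_2$ with real coefficients. At $x=e_1$ it is $1-z_2^2=0$ and has positive discriminant, so for $x$ near $e_1$ its roots are real. Thus $z_2$ is real and close to $-1$, and $z_1$ is real and close to $1+\lambda>1$. Now \eqref{eq:quad} shows $1-z_2^2\le0$, so $z_2\le-1$. If $\cos(\theta+i\eta)$ is real and has modulus at least $1$, then $\sin\theta=0$ by \eqref{eq:trig}. Therefore $z_1=\cosh\eta_1$ and $z_2=-\cosh\eta_2$.

\emph{The curve lies on the wrong side of the supporting line} (Figure~\ref{fig:plane}). On $\Sigma$ we have $\cosh\eta_1\ge1+\lambda=\cosh b$, so $\eta_1\ge b$ near $\eta_*$, with equality only at $\eta_*$. By Lemma~\ref{lem:balls}(ii) with center $0$, $\eta_1\le b$ on $\overline K$. Hence $\eta=\eta_*$. Then $\sin\zeta_2=0$ and $\sin\zeta_1=i\sinh b\ne0$, so $x_2=0$, and the second coordinate of $\eta=a+\rho(a)x$ gives $0=t$. This is the contradiction.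

\begin{figure}[t]
\centering
\begin{tikzpicture}[scale=1.7]
\draw[->] (-1.6,0)--(2.2,0) node[right]{$\eta_1$};
\draw[->] (0,-1.55)--(0,1.55) node[above]{$\eta_2$};
\draw (0,0) circle (1.317);
\draw[gray] (0.66,0) circle (0.657);
\draw[dashed] (1.317,-1.5)--(1.317,1.5);
\draw[thick,domain=-1.4:1.4,samples=40] plot ({ln(1+cosh(\x)+sqrt((1+cosh(\x))^2-1))},\x) node[right]{$\Sigma$};
\fill (1.317,0) circle (0.03) node[below right]{$\eta_*$};
\fill (0.66,0) circle (0.03) node[below]{$a_*$};
\fill (0.66,0.3) circle (0.03) node[above]{$a$};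
\end{tikzpicture}
\caption{The plane of exponents for $d=2$, $\lambda=1$. The convex set $K$ contains the large disk and lies to the left of the dashed supporting line through its boundary point $\eta_*=(b,0)$. The largest disk in $K$ centered at a point $a$ near $a_*$ must touch $\partial K$ on the curve $\Sigma=\{\cosh\eta_1-\cosh\eta_2=\lambda\}$, which meets the half-plane to the left of the line only at $\eta_*$, and the radius to the point of contact must be normal to $\Sigma$. This is impossible for $a$ off the $\eta_1$-axis.}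
\label{fig:plane}
\end{figure}

\section{All dimensions}\label{sec:higher}

For $d\ge3$ several sheets may pass through $\eta_*$, and the supporting hyperplane at $\eta_*$ no longer suffices.

\begin{example}\label{ex:d3}
Let $d=3$, $1<\lambda<3$, $\cosh b=\lambda$ and $\eta_*=(b,0,0)$. By \eqref{eq:rigid}, $\mathcal Z$ consists of the two points with signs $(1,1,-1)$ and $(1,-1,1)$. The sheets are $\cosh\eta_1=\lambda\mp(\cosh\eta_2-\cosh\eta_3)$. The first enters the half-space $\eta_1\le b$ where $|\eta_2|\ge|\eta_3|$ and the second where $|\eta_2|\le|\eta_3|$, and together these parts form the surface $\cosh\eta_1=\lambda-|\cosh\eta_2-\cosh\eta_3|$, a graph over a full neighborhood of $0$ in the $(\eta_2,\eta_3)$-plane. It still does not bound a convex set containing $0$: for fixed $\eta_2\ne0$ the coordinate $\eta_1$ has a strict local minimum at $\eta_3=0$, which is impossible for a concave function. To detect this, one has to compare two points on the \emph{same} sheet that are separated in the bad direction \emph{of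 that sheet}.
\end{example}

We do not control which sheet a given center selects. We therefore use many centers and find a suitable pair by counting. Write $\Pi=\Pi_{x_*}$ and $\beta=\sqrt k\sinh b$.

\subsection{Branches of characteristic momenta}

\begin{lemma}\label{lem:branch}
There are neighborhoods $X$ of $x_*$ in $\mathbb R^d$ and $U_l$ of $(\zeta^{(l)},c^{(l)})$ in $\mathbb C^{d+1}$, and smooth maps $H_l:X\to\mathbb R^d$, $1\le l\le L$, such that every solution $(\zeta,c)\in U_l$ of
\begin{equation}\label{eq:system}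
\sin\zeta_j-cx_j=0\quad(1\le j\le d),\qquad\sum_j\cos\zeta_j-\lambda=0
\end{equation}
with $x\in X$ satisfies $\operatorname{Im}\zeta=H_l(x)$. Moreover $H_l(x_*)=\eta_*$ and $DH_l(x_*)=\Lambda_l\Pi$, where $\Lambda_l$ is the diagonal matrix with entries $\sqrt k\tanh b$ for $j\in Y$ and $\sigma_j^{(l)}\tau_l\beta$ for $j\in Z$. The matrix $\Lambda_l$ commutes with $\Pi$, and its entry at $j(l)$ is $-\beta<0$.
\end{lemma}

\begin{proof}
Fix $l$ and drop it from the notation. At the base point, $\cos\zeta_j=\tau\cosh b$ for $j\in Y$, $\cos\zeta_j=\sigma_j$ for $j\in Z$, and $\sin\zeta=cx_*$ with $c=i\tau\beta\ne0$. The differentials of the equations \eqref{eq:system} at this point vanish if and only if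
\[
\cos\zeta_j\,d\zeta_j=c\,dx_j+x_{*,j}\,dc,\qquad c\sum_jx_{*,j}\,d\zeta_j=0 .
\]
Solve the first equations for $d\zeta_j$ and insert the result in the last one. Only $j\in Y$ contributes, and we get $(c\,x_*\cdot dx+dc)/(\tau\cosh b)=0$. Hence
\begin{equation}\label{eq:dzeta}
dc=-c\,x_*\cdot dx,\qquad d\zeta_j=\frac{c\,(\Pi\,dx)_j}{\cos\zeta_j}.
\end{equation}
For $dx=0$ this gives $dc=0$ and $d\zeta=0$, so the derivative of \eqref{eq:system} with respect to $(\zeta,c)$ is an injective, hence invertible, linear map of $\mathbb C^{d+1}$. By the implicit function theorem there are $X$ and $U$ such that for $x\in X$ the system has exactly one solution $(\zeta(x),c(x))$ in $U$, depending smoothly on $x$; intersecting finitely many neighborhoods, $X$ is independent of $l$. Put $H=\operatorname{Im}\zeta$. In \eqref{eq:dzeta}, $c/\cos\zeta_j$ equals $i\sqrt k\tanh b$ for $j\in Y$ and $i\sigma_j\tau\beta$ for $j\in Z$, which gives $DH(x_*)=\Lambda\Pi$. Finally $\Lambda$ is symmetric and has the eigenvector $x_*$, so it commutes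 with $\Pi$.
\end{proof}

The negative entry expresses that along $e_{j(l)}$ the point $H_l(x)$ moves against its normal $x$, as on the curve $\Sigma$ of Figure~\ref{fig:plane}.

\subsection{Perturbed centers}

Let $r=\frac12\sqrt k\tanh b$. Then $0<r<\sqrt k\,b=\alpha_0$, and $r$ differs from the diagonal entries $2r$ and $\pm\beta$ of the $\Lambda_l$, since $\beta>2r$. So $\Lambda_l-r$ is invertible for every $l$; this is the only purpose of the choice of $r$. Let $a_*=(\alpha_0-r)x_*$ and let
\[
\mathcal P=\Bigl\{\sum_{j\in Z}p_je_j:\ p_j\in\{0,1,\dots,L\}\Bigr\}\subset x_*^\perp .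
\]
For $p\in\mathcal P$ and small $t>0$ put $a_p=a_*+tp\in K^\circ$ and $\rho_p=\rho(a_p)$, so that $|\rho_p-r|\le t|p|$. Choose a contact direction $x_p$ at $a_p$ and, by Proposition~\ref{prop:touch}, a characteristic momentum $\zeta_p$ in direction $x_p$ with $\operatorname{Im}\zeta_p=a_p+\rho_px_p$. Then $\sin\zeta_p=c_px_p$ with $c_p=x_p\cdot\sin\zeta_p$. Put $\xi_p=x_p-x_*$.

By Lemma~\ref{lem:near}, and since $\mathcal P$ is finite, $\max_p|\xi_p|\to0$ as $t\to0$, and $\zeta_p$ approaches $\mathcal Z$ uniformly in $p$. If $\zeta_p$ is close to $\zeta^{(l)}$, then $c_p$ is close to $x_*\cdot\sin\zeta^{(l)}=c^{(l)}$. So for small $t$ and each $p$ we have $x_p\in X$, and there is $l=l(p)$, which may depend on $t$, with $(\zeta_p,c_p)\in U_l$ modulo $2\pi\mathbb Z^d$. By Lemma~\ref{lem:branch},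
\[
a_p+\rho_px_p=H_l(x_p)=\eta_*+\Lambda_l\Pi\xi_p+O(|\xi_p|^2).
\]
Apply $\Pi$ and use $\Pi a_*=\Pi\eta_*=0$, $\Pi p=p$, $\Pi x_p=\Pi\xi_p$:
\begin{equation}\label{eq:proj}
(\Lambda_l-r)\Pi\xi_p=tp+(\rho_p-r)\Pi\xi_p+O(|\xi_p|^2)=tp+O(t|\xi_p|+|\xi_p|^2).
\end{equation}
Since $|x_p|=|x_*|=1$, we have $\xi_p\cdot x_*=-\frac12|\xi_p|^2$, so $|\Pi\xi_p|^2=|\xi_p|^2(1-\frac14|\xi_p|^2)$ and $|\xi_p|\le2|\Pi\xi_p|$ for small $t$. Inverting $\Lambda_l-r$ in \eqref{eq:proj} gives $|\xi_p|\le Ct+C(t+|\xi_p|)|\xi_p|$, hence $|\xi_p|\le Ct$ for small $t$. Now take the component $j=j(l(p))$ of \eqref{eq:proj}. As $j\in Z$, $(\Pi\xi_p)_j=(\xi_p)_j$, and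
\begin{equation}\label{eq:comp}
-(\beta+r)(\xi_p)_j=tp_j+O(t^2),\qquad j=j(l(p)),
\end{equation}
with constants independent of $p$ and $l$, of which there are finitely many.

\subsection{Two centers on one branch}

Fix a small $t$ and sort the $(L+1)^{|Z|}$ points of $\mathcal P$ into the $L$ classes $\{p:l(p)=l\}$. Suppose no class $l$ contained two distinct points that differ only in the coordinate $j(l)$. Then deleting this coordinate would be injective on the class, which would have at most $(L+1)^{|Z|-1}$ elements, and $\mathcal P$ would have at most $L(L+1)^{|Z|-1}<(L+1)^{|Z|}$ elements. So there are $p,p'$ in the same class $l$ with $p-p'=he_j$, $j=j(l)$, $h$ a nonzero integer. By \eqref{eq:comp} for $p$ and $p'$,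
\[
(a_p-a_{p'})\cdot(x_p-x_{p'})=th\bigl((\xi_p)_j-(\xi_{p'})_j\bigr)=-\frac{t^2h^2}{\beta+r}+O(t^3),
\]
which is negative for small $t$ because $1\le|h|\le L$. This contradicts Lemma~\ref{lem:balls}(iii). Thus \eqref{eq:standing} is impossible, and Theorem~\ref{thm:strong}(b) follows once Proposition~\ref{prop:touch} is proved.

\section{A Carleman estimate in a cone}\label{sec:carleman}

\subsection{Finite-range operators and conjugation}\label{sub:conj}

Let $(T_jv)(n)=v(n+e_j)$ and $T^m=\prod_jT_j^{m_j}$ for $m\in\mathbb Z^d$, so that $T_j^*=T^{-e_j}$ and $H_0=-\sum_j(T_j+T_j^*)$. We work with finite sums $F=\sum_mF_mT^m$, where the \emph{coefficients} $F_m$ are functions on $\mathbb Z^d$; clearly $\|F\|\le\sum_m\sup|F_m|$. If the coefficients are constant, $F$ acts on Fourier transforms as multiplication by its \emph{symbol} $F(\theta)=\sum_mF_me^{im\cdot\theta}$, and by Plancherel's theorem $\langle w,Fw\rangle=(2\pi)^{-d}\int F|\hat w|^2d\theta$ and $\|Fw\|^2=(2\pi)^{-d}\int|F|^2|\hat w|^2d\theta$. From $T^mg=g(\cdot+m)T^m$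 we get
\begin{equation}\label{eq:comm}
[fT^m,gT^{m'}]=\Bigl(f\,\bigl(g(\cdot+m)-g\bigr)-g\,\bigl(f(\cdot+m')-f\bigr)\Bigr)T^{m+m'},\qquad T_j^*f=f(\cdot-e_j)T_j^* .
\end{equation}
So each term of a commutator is a coefficient of one factor times a difference of a coefficient of the other.

Let $\psi$ be real with bounded increments $\delta_j(n)=\psi(n+e_j)-\psi(n)$. Then $e^\psi T_je^{-\psi}=e^{-\delta_j}T_j$ and $e^\psi T_j^*e^{-\psi}=T_j^*e^{\delta_j}$, hence
\begin{equation}\label{eq:AB}
\begin{gathered}
e^\psi H_0e^{-\psi}=-\sum_j\bigl(e^{-\delta_j}T_j+T_j^*e^{\delta_j}\bigr)=A+iB,\\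
A=-\sum_j\bigl(\cosh\delta_j\,T_j+T_j^*\cosh\delta_j\bigr),\qquad B=-i\sum_j\bigl(\sinh\delta_j\,T_j-T_j^*\sinh\delta_j\bigr),
\end{gathered}
\end{equation}
with $A,B$ bounded and self-adjoint. For $\psi(n)=\eta\cdot n$ the operator has constant coefficients and symbol $\omega(\theta+i\eta)$. Expanding the square, for real $E$,
\begin{equation}\label{eq:square}
\|(A+iB-E)v\|^2=\|(A-E)v\|^2+\|Bv\|^2+\langle v,\Gamma v\rangle\ge\langle v,\Gamma v\rangle,\qquad\Gamma=i[A,B].
\end{equation}
A lower bound for the conjugated operator has two possible sources. Where the symbol $\omega(\theta+i\nabla\psi)-E$ does not vanish, the operator is elliptic; where it vanishes, $\Gamma$ has to be positive. For a linear weight $\Gamma=0$. In general $\Gamma$ is, to leading order, the Hessian of the weight evaluated on the complex velocity.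

\begin{lemma}\label{lem:Gamma}
Let $\varphi:\mathbb R^d\to\mathbb R$ be continuous, smooth on $\mathbb R^d\setminus\{0\}$, with $|D^h\varphi(x)|\le C_0|x|^{1-h}$ for $x\ne0$, $h=1,2,3$. Write $\varphi_j=\partial_j\varphi$, $\varphi_{jk}=\partial_j\partial_k\varphi$, and define $\Gamma^0_m(x)$ by
\begin{equation}\label{eq:Gamma0}
\sum_{|m|_1\le2}\Gamma^0_m(x)e^{im\cdot\theta}=4\sum_{j,k}\varphi_{jk}(x)\,s_j\overline{s_k},\qquad s=\sin\bigl(\theta+i\nabla\varphi(x)\bigr),
\end{equation}
where $|m|_1=\sum_j|m_j|$. For $\psi=\varphi|_{\mathbb Z^d}$ we have $\Gamma=\sum_{|m|_1\le2}\Gamma_mT^m$, and for $|n|,|x|\ge4$,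
\[
|\Gamma_m(n)-\Gamma_m^0(n)|\le C|n|^{-2},\qquad|\Gamma^0_m(x)|\le C|x|^{-1},\qquad|\nabla\Gamma_m^0(x)|\le C|x|^{-2},
\]
with $C$ depending only on $d$ and $C_0$.
\end{lemma}

\begin{proof}
By \eqref{eq:trig}, $\omega(\theta+i\nabla\varphi(x))=\mathsf A+i\mathsf B$ with
\[
\mathsf A=-2\sum_j\cosh\varphi_j\cos\theta_j,\qquad\mathsf B=2\sum_j\sinh\varphi_j\sin\theta_j .
\]
The coefficients of $e^{\pm i\theta_j}$ are $-\cosh\varphi_j$ in $\mathsf A$ and $\mp i\sinh\varphi_j$ in $\mathsf B$. The coefficients of $T^{\pm e_j}$ in $A$ and $B$ are $-\cosh\delta_j^\pm$ and $\mp i\sinh\delta_j^\pm$, where $\delta_j^+=\delta_j$, $\delta_j^-=\delta_j(\cdot-e_j)$, and both extend to real arguments as $\delta_j^\pm(x)=\int_0^1\varphi_j(x\pm te_j)\,dt$. For $|x|\ge2$ the hypotheses give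
\[
\delta_j^\pm=\varphi_j+O(|x|^{-1}),\quad\nabla\delta^\pm_j=\nabla\varphi_j+O(|x|^{-2})=O(|x|^{-1}),\quad D^2\delta_j^\pm=O(|x|^{-2}).
\]
Let $\tilde f=\Theta(\delta_j^\pm)$ and $f=\Theta(\varphi_j)$ with $\Theta=\cosh$ or $\sinh$. By the chain rule, $\tilde f-f=O(|x|^{-1})$, $\nabla f=O(|x|^{-1})$, $\nabla\tilde f-\nabla f=O(|x|^{-2})$ and $D^2\tilde f=O(|x|^{-2})$, so $\tilde f(x+m')-\tilde f(x)=m'\cdot\nabla f(x)+O(|x|^{-2})$ for $|m'|_1=1$. For two such pairs $(\tilde f,f)$, $(\tilde g,g)$, formula \eqref{eq:comm} gives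
\[
i[\tilde fT^m,\tilde gT^{m'}]=\bigl(i(f\,m\cdot\nabla g-g\,m'\cdot\nabla f)+O(|n|^{-2})\bigr)T^{m+m'} .
\]
On the other hand, the Poisson bracket $\{F,G\}=\partial_\theta F\cdot\partial_xG-\partial_xF\cdot\partial_\theta G$ of $F=fe^{im\cdot\theta}$ and $G=ge^{im'\cdot\theta}$ equals $i(f\,m\cdot\nabla g-g\,m'\cdot\nabla f)e^{i(m+m')\cdot\theta}$. By bilinearity, $\Gamma_m$ is the coefficient of $e^{im\cdot\theta}$ in $\{\mathsf A,\mathsf B\}$ up to $O(|n|^{-2})$. We compute
\begin{align*}
\partial_{\theta_k}\mathsf A&=2\cosh\varphi_k\sin\theta_k, & \partial_{x_k}\mathsf B&=2\sum_j\varphi_{jk}\cosh\varphi_j\sin\theta_j,\\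
\partial_{\theta_k}\mathsf B&=2\sinh\varphi_k\cos\theta_k, & \partial_{x_k}\mathsf A&=-2\sum_j\varphi_{jk}\sinh\varphi_j\cos\theta_j .
\end{align*}
Since $\operatorname{Re}s_j=\cosh\varphi_j\sin\theta_j$ and $\operatorname{Im}s_j=\sinh\varphi_j\cos\theta_j$, this gives
\[
\{\mathsf A,\mathsf B\}=4\sum_{j,k}\varphi_{jk}\bigl(\operatorname{Re}s_j\operatorname{Re}s_k+\operatorname{Im}s_j\operatorname{Im}s_k\bigr)=4\sum_{j,k}\varphi_{jk}s_j\overline{s_k},
\]
the last equality by the symmetry of the Hessian. Each $\Gamma_m^0$ is a sum of terms $\varphi_{jk}$ times a smooth function of $\nabla\varphi$, which gives the remaining bounds.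
\end{proof}

\subsection{The weight and the estimate}

The natural weight for a ball is $a\cdot x+\rho|x|=\max\{\eta\cdot x:\eta\in\overline B(a,\rho)\}$, which tests all exponents of the ball at once. Its gradient in the direction $\hat x$ is the boundary point $a+\rho\hat x$, and its Hessian is $\rho/|x|$ times the projection $\Pi_{\hat x}$. So \eqref{eq:Gamma0} equals $4\rho|\Pi_{\hat x}s|^2/|x|$, and ellipticity and positivity of the commutator fail simultaneously exactly at the characteristic momenta \eqref{eq:char}. The factor $|x|^{-1}$ is the gain in the squared estimate; it is the origin of the condition $V_n=o(|n|^{-1/2})$.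

We know decay for radii below $\rho$ and want it for a radius above $\rho$. To apply an estimate to $u$ we need a weight with the known slope at infinity and the desired slope on a region that exhausts $\mathbb Z^d$. Fix once and for all a nonincreasing $\chi\in C^\infty(\mathbb R)$ with $\chi=1$ on $(-\infty,1]$ and $\chi=0$ on $[2,\infty)$. For $0<\delta\le\rho/2$ and $N\ge1$ let
\begin{equation}\label{eq:weight}
\varphi_N(x)=a\cdot x+g(|x|),\qquad g(r)=(\rho-\delta)r+2\delta\int_0^r\chi(s/N)\,ds .
\end{equation}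
Then $\rho-\delta\le g'\le\rho+\delta$, and since $\chi'(r/N)$ and $\chi''(r/N)$ vanish unless $N\le r\le2N$, we have $r|g''|+r^2|g'''|\le C\delta$. A derivative of order $h$ of $g(|x|)$ is a sum of terms $g^{(h')}(|x|)$, $1\le h'\le h$, times a function homogeneous of degree $h'-h$ and smooth away from $0$. So $\varphi_N$ satisfies the hypotheses of Lemma~\ref{lem:Gamma} with $C_0$ independent of $N$ and $\delta$. The transition between the slopes is concave and contributes to \eqref{eq:Gamma0} with the wrong sign, but only with size $\delta/|x|$. For a unit vector $x_0$ put $\mathcal C(R,\kappa)=\{n\in\mathbb Z^d:|n|\ge R,\ |\hat n-x_0|\le\kappa\}$.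

\begin{lemma}\label{lem:carleman}
Let $E=-2\lambda\in\mathbb R$, $a\in\mathbb R^d$, $\rho>0$, $|x_0|=1$, $\eta_0=a+\rho x_0$, and suppose that no characteristic momentum in direction $x_0$ has imaginary part $\eta_0$. Then there are $\kappa\in(0,1)$, $\delta_0\in(0,\rho/2]$, $R_0\ge4$ and $c>0$ such that for all $\delta\in(0,\delta_0]$, $N\ge1$ and all $v\in\ell^2$ supported in $\mathcal C(R_0,\kappa)$,
\begin{equation}\label{eq:carleman}
\|(P-E)v\|\ge c\,\||n|^{-1/2}v\|,\qquad P=e^{\varphi_N}H_0e^{-\varphi_N}.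
\end{equation}
\end{lemma}

\begin{proof}
Write $\varphi=\varphi_N$. Constants $C$ do not depend on $N,\delta,v$ or on the parameters $\ell,R_0$ chosen at the end.

\emph{The inequality for symbols.} The continuous function
\[
\Phi(x,\eta,\theta)=\tfrac14|\omega(\theta+i\eta)-E|^2+|\Pi_x\sin(\theta+i\eta)|^2
\]
is positive on the compact set $\{x_0\}\times\{\eta_0\}\times\mathbb T^d$ by hypothesis. So there are $c_0>0$ and $\kappa\in(0,1)$ with $\Phi\ge2c_0$ whenever $|x|=1$, $|x-x_0|\le\kappa$ and $|\eta-\eta_0|\le(1+\rho)\kappa$. Let $\delta\le\min(\kappa,\rho/2)$ and let $x\ne0$, $r=|x|$, $|\hat x-x_0|\le\kappa$. Then $\nabla\varphi=a+g'\hat x$ satisfies $|\nabla\varphi-\eta_0|\le\delta+\rho\kappa\le(1+\rho)\kappa$. The Hessian of $\varphi$ is $g''\hat x\hat x^T+(g'/r)(1-\hat x\hat x^T)$, so by \eqref{eq:Gamma0}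
\[
r\sum_m\Gamma_m^0(x)e^{im\cdot\theta}=4rg''|\hat x\cdot s|^2+4g'|\Pi_{\hat x}s|^2 .
\]
Since $g'\ge\rho/2$, the second term is at least $2\rho|\Pi_{\hat x}s|^2\ge4\rho c_0-\frac\rho2|\omega(\theta+i\nabla\varphi)-E|^2$. Since $s$ is bounded, the first term is at most $C\delta$ in modulus, which is at most $2\rho c_0$ for $\delta\le\delta_0$ with $\delta_0$ small. Hence
\begin{equation}\label{eq:symbolineq}
r\sum_m\Gamma_m^0(x)e^{im\cdot\theta}\ge2\rho c_0-\frac\rho2\,|\omega(\theta+i\nabla\varphi(x))-E|^2\qquad(\theta\in\mathbb T^d).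
\end{equation}

\emph{Localization.} To pass from symbols to operators we cut $v$ into pieces living on cubes of side comparable to $\ell$, with $1\ll\ell\ll R_0$, freeze the coefficients on each cube, and apply Plancherel's theorem. Cutting costs a relative error $\ell^{-2}$ and freezing a relative error $\ell/R_0$. Let $\phi\ge0$ be smooth, supported in $(-1,1)^d$, with $\sum_{\nu\in\mathbb Z^d}\phi(x-\nu)^2=1$; it is obtained by dividing a bump function that is positive on $[-\frac12,\frac12]^d$ by the square root of the corresponding sum. For $\ell\ge1$ put $\phi_\nu(n)=\phi(n/\ell-\nu)$, $w_\nu=\phi_\nu v$, and let $Q_\nu$ be the set of points of $\mathbb R^d$ within distance $2$ of the cube $\ell\nu+[-\ell,\ell]^d$. The $Q_\nu$ are convex, have diameter at most $C_1\ell$, and every point lies in at most $C$ of them. Assume $R_0\ge\max(8,2C_1\ell)$. Sums over $\nu$ run over those $\nu$ with $w_\nu\ne0$, and for each of them we pick $n_\nu\in\operatorname{supp}w_\nu\subset\mathcal C(R_0,\kappa)$. For $x\in Q_\nu$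 we have $|x-n_\nu|\le C_1\ell\le\frac12|n_\nu|$, so $\frac12\le|x|/|n_\nu|\le2$. Put $J=\||n|^{-1/2}v\|^2$. Since $\sum_\nu|w_\nu|^2=|v|^2$,
\begin{equation}\label{eq:sums}
\tfrac12J\le\sum_\nu|n_\nu|^{-1}\|w_\nu\|^2\le2J .
\end{equation}

\emph{Cutting.} For $|m|_1\le2$, $1-\sum_\nu\phi_\nu(n)\phi_\nu(n+m)=\frac12\sum_\nu(\phi_\nu(n)-\phi_\nu(n+m))^2\le C\ell^{-2}$ when the sums run over all of $\mathbb Z^d$. Together with $|\Gamma_m(n)|\le C|n|^{-1}$ and the Cauchy--Schwarz inequality this gives
\[
\Bigl|\langle v,\Gamma v\rangle-\sum_\nu\langle w_\nu,\Gamma w_\nu\rangle\Bigr|=\Bigl|\sum_{m,n}\Gamma_m(n)\overline{v(n)}v(n+m)\Bigl(1-\sum_{\nu\in\mathbb Z^d}\phi_\nu(n)\phi_\nu(n+m)\Bigr)\Bigr|\le C\ell^{-2}J .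
\]

\emph{Freezing.} For $n\in\operatorname{supp}w_\nu$, Lemma~\ref{lem:Gamma} gives $|\Gamma_m(n)-\Gamma_m^0(n_\nu)|\le C\ell|n_\nu|^{-2}$. Let $P_\nu$ be the operator with constant coefficients and symbol $\omega(\theta+i\nabla\varphi(n_\nu))$. Multiplying \eqref{eq:symbolineq} at $x=n_\nu$ by $|\hat w_\nu(\theta)|^2$ and integrating,
\[
\langle w_\nu,\Gamma w_\nu\rangle\ge\frac1{|n_\nu|}\Bigl(2\rho c_0\|w_\nu\|^2-\frac\rho2\|(P_\nu-E)w_\nu\|^2\Bigr)-\frac{C\ell}{|n_\nu|^2}\|w_\nu\|^2 .
\]

\emph{Returning to $P$.} We have $(P_\nu-E)w_\nu=\phi_\nu(P-E)v+[P,\phi_\nu]v+(P_\nu-P)w_\nu$. For the first term, $\sum_\nu|n_\nu|^{-1}\|\phi_\nu(P-E)v\|^2\le R_0^{-1}\|(P-E)v\|^2$. For the second, $|[P,\phi_\nu]v(n)|\le C\ell^{-1}\sum_{j,\pm}|v(n\pm e_j)|$, and it vanishes unless $n$ is within distance $1$ of $\operatorname{supp}\phi_\nu$, so only values of $v$ in $Q_\nu$ occur; by the bounded overlap, $\sum_\nu|n_\nu|^{-1}\|[P,\phi_\nu]v\|^2\le C\ell^{-2}J$. For the third, the coefficients $-e^{\mp\delta_j^\pm(n)}$ of $P$ differ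 from the coefficients $-e^{\mp\varphi_j(n_\nu)}$ of $P_\nu$ by $O(\ell|n_\nu|^{-1})$ within distance $1$ of $\operatorname{supp}\phi_\nu$, so $\|(P_\nu-P)w_\nu\|\le C\ell R_0^{-1}\|w_\nu\|$. With \eqref{eq:sums},
\[
\sum_\nu\frac{\|(P_\nu-E)w_\nu\|^2}{|n_\nu|}\le\frac3{R_0}\|(P-E)v\|^2+C\bigl(\ell^{-2}+\ell^2R_0^{-2}\bigr)J .
\]

\emph{Conclusion.} Collecting the estimates and using \eqref{eq:square} and \eqref{eq:sums},
\[
\|(P-E)v\|^2\ge\langle v,\Gamma v\rangle\ge\bigl(\rho c_0-C\ell^{-2}-C\ell R_0^{-1}-C\ell^2R_0^{-2}\bigr)J-CR_0^{-1}\|(P-E)v\|^2 .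
\]
Choose $\ell$ and then $R_0$ so large that the bracket is at least $\frac12\rho c_0$, and move the last term to the left.
\end{proof}

\subsection{Proof of Proposition~\ref{prop:touch}}

Let $x_0$ be a contact direction at $a$, $\rho=\rho(a)$, $\eta_0=a+\rho x_0$, and suppose that no characteristic momentum in direction $x_0$ has imaginary part $\eta_0$. We show that $\eta_0\in K^\circ$, which is absurd. The estimate is available only in a cone around $x_0$, so outside the cone we need room to spare. To obtain it, replace $(a,\rho)$ by $(a+\frac\rho2x_0,\frac\rho2)$. This changes neither $x_0$ nor $\eta_0$, and as in the proof of Lemma~\ref{lem:near} we now have $\overline B(a,\rho)\setminus\{\eta_0\}\subset K^\circ$. Let $\kappa,\delta_0,R_0,c$ be as in Lemma~\ref{lem:carleman}.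

\emph{Outside the cone.} The set $\{a+\rho x:|x|=1,\ |x-x_0|\ge\kappa/4\}$ is a compact subset of $K^\circ$, so it has positive distance from the complement, and for some $\delta_1>0$ the set $\{a+(\rho+2\delta_1)x:|x|=1,\ |x-x_0|\ge\kappa/4\}$ is also a compact subset of $K^\circ$. By Lemma~\ref{lem:K} with $\eta=a+(\rho+2\delta_1)\hat n$,
\begin{equation}\label{eq:outside}
|u(n)|\le Ce^{-a\cdot n-(\rho+2\delta_1)|n|}\qquad\text{if }n\ne0,\ |\hat n-x_0|\ge\kappa/4 .
\end{equation}
Fix $\delta=\min(\delta_0,\delta_1)$.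

\emph{The cut-off solution.} Let $R\ge\max(R_0,8/\kappa)$, let $\mathbf 1_\Omega$ be the indicator function of $\Omega=\mathcal C(R,\kappa/2)$, and let $w=\mathbf 1_\Omega u$. Then
\[
(H_0-E)w=-Vw+f,\qquad f(n)=-\sum_{j,\pm}\bigl(\mathbf 1_\Omega(n\pm e_j)-\mathbf 1_\Omega(n)\bigr)u(n\pm e_j).
\]
Let $|n|\ge R+1$ and suppose that the term with $n'=n\pm e_j$ is nonzero. Both points have norm at least $R$ and one of them is not in $\Omega$, so its direction is at distance more than $\kappa/2$ from $x_0$. Since $|\hat n-\hat n'|\le2/|n|\le\kappa/4$, \eqref{eq:outside} applies to $n'$. With $\varphi_N(n)\le a\cdot n+(\rho+\delta)|n|$ and $\delta\le\delta_1$ we get $e^{\varphi_N(n)}|u(n')|\le Ce^{-\delta_1|n|}$. For $|n|<R+1$, $e^{\varphi_N(n)}\le C_R$. Hence $\|e^{\varphi_N}f\|\le C_R$, uniformly in $N$.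

\emph{Absorbing the potential.} By Lemma~\ref{lem:K} on the sphere of radius $\rho-\frac\delta2$ about $a$, $|u(n)|\le Ce^{-a\cdot n-(\rho-\delta/2)|n|}$. Since $\varphi_N(n)\le a\cdot n+(\rho-\delta)|n|+4\delta N$, the function $v=e^{\varphi_N}w$ is in $\ell^2$ for each $N$. It is supported in $\Omega\subset\mathcal C(R_0,\kappa)$ and satisfies $(P-E)v=-Vv+e^{\varphi_N}f$. By \eqref{eq:carleman},
\[
c\,\||n|^{-1/2}v\|\le\sup_{|n|\ge R}|n|^{1/2}|V_n|\;\||n|^{-1/2}v\|+C_R .
\]
Because $V_n=o(|n|^{-1/2})$, we can fix $R$ so that the supremum is at most $c/2$. Then $\||n|^{-1/2}e^{\varphi_N}w\|\le2C_R/c$ for all $N$. As $N\to\infty$, $\varphi_N(n)$ increases to $a\cdot n+(\rho+\delta)|n|$, and monotone convergence gives $|n|^{-1/2}e^{a\cdot n+(\rho+\delta)|n|}w\in\ell^2$.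

\emph{Conclusion.} If $|\eta-\eta_0|<\delta/2$, then $\eta\cdot n\le a\cdot n+(\rho+\frac\delta2)|n|$. So $e^{\eta\cdot n}u$ is square summable over $\Omega$, since $e^{-\delta|n|/2}\le C|n|^{-1/2}$, and over $\{|\hat n-x_0|>\kappa/2\}$ by \eqref{eq:outside}. These sets cover $\mathbb Z^d$ up to finitely many points. Hence $B(\eta_0,\delta/2)\subset K$, contradicting $\eta_0\in\partial K$. This proves Proposition~\ref{prop:touch}, and with it Theorem~\ref{thm:strong}(b). \qed

\section{From square summability to exponential decay}\label{sec:decay}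

\begin{proposition}\label{prop:decay}
Let $E\in(-2d,2d)$ be a non-threshold energy, let $V$ be complex valued with $q:=\limsup|n||V_n|<\gamma:=\gamma(E)$, and let $u\in\ell^2$ solve $(H_0+V-E)u=0$. Then $e^{\alpha|n|}u\in\ell^2$ for some $\alpha>0$.
\end{proposition}

\subsection{The virial identity}

Let $W_j=-i(T_j-T_j^*)$, with symbol $2\sin\theta_j=\partial_j\omega$, be the components of the velocity, and write $|Wv(n)|^2=\sum_j|W_jv(n)|^2$ and $\|Wv\|^2=\sum_j\|W_jv\|^2$. The symmetrized product of position and velocity is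
\[
D^0=-i\sum_j(y_jT_j-T_j^*y_j),\qquad y_j(n)=n_j+\tfrac12 .
\]
Classically, $n\cdot\nabla\omega$ grows at the rate $|\nabla\omega|^2$ along the free motion, and on the lattice the corresponding identity is exact. Indeed, $i[H_0,D^0]=-\sum_{j,k}[T_k+T_k^*,\,y_jT_j-T_j^*y_j]$. The terms $k\ne j$ vanish since $y_j$ depends only on $n_j$, and for $T=T_j$, $y=y_j$, formula \eqref{eq:comm} gives $[T,yT]=T^2$, $[T,T^*y]=1$, $[T^*,yT]=-1$, $[T^*,T^*y]=-T^{*2}$. Hence, as an identity between coefficients,
\begin{equation}\label{eq:virial}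
i[H_0,D^0]=\sum_j\bigl(2-T_j^2-T_j^{*2}\bigr)=\sum_jW_j^2 .
\end{equation}
Formally, \eqref{eq:virial} and the equation give $\|Wu\|^2=2\operatorname{Im}\langle Vu,D^0u\rangle$. As $|D^0u|\approx|n\cdot Wu|$, the right side is roughly at most $2q\|u\|\|Wu\|$, while $\|Wu\|$ is roughly at least $2\gamma\|u\|$ because $\hat u$ lives near the energy surface. For $q<\gamma$ this would force $u=0$, but both statements hold only up to contributions from a ball $|n|\le R$, where $V$ is not small. What one obtains is $\|u\|\le C\|u\|_{\ell^2(|n|\le R+1)}$. This is of no use for $u$ itself, but it has a margin, and it survives conjugation by a bounded weight $e^\psi$ of small slope $\alpha$, with constants independent of the size of $\psi$.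

Conjugation produces one dangerous term, $\operatorname{Re}\langle Bv,D^0v\rangle$, where $B=O(\alpha)$ but $D^0$ grows like $|n|$. It cannot be treated as small and must have a sign. For a radial increasing weight, $\delta_j=M_jy_j$ with $M_j\approx M\ge0$, so $B\approx MD^0$. The error $\sinh\delta_j-\delta_j=O(\alpha^3)$ does not decay in $n$, however, and we need $B-MD=O(\alpha/|n|)$. We therefore build the factor $\sinh\delta_j/\delta_j$ into the conjugate operator $D$.

\subsection{Proof of Proposition~\ref{prop:decay}}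

Fix $q<q'<\gamma'<\gamma$ and let $R\ge1$ be so large that $|n||V_n|\le q'$ for $|n|\ge R$. The parameters are $R$, $\alpha\in(0,1]$, $N\ge1$ and $\varepsilon\in(0,1]$. Constants $C$ depend on none of them, and $C_R$ depends only on $R$ among them.

\emph{The weight.} With $\chi$ as in \eqref{eq:weight} let $g(s)=\alpha\int_0^s\chi(\sigma/N)\,d\sigma$ and $\psi(n)=g(\langle n\rangle)=G(|n|^2)$, where $G(t)=g(\sqrt{1+t})$. Then $0\le g'\le\alpha$, $|g''(s)|\le C\alpha/s$, and $g'=0$ on $[2N,\infty)$, so $\psi$ is bounded. With $s=\sqrt{1+t}$ we have $G'=g'/(2s)$ and $G''=g''/(4s^2)-g'/(4s^3)$, hence $G'\ge0$ and $|G''(|x|^2)|\le C\alpha\langle x\rangle^{-3}$. Since $|n+e_j|^2-|n|^2=2y_j(n)$,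
\[
\delta_j=y_jM_j,\qquad M_j(n)=2\int_0^1G'\bigl(|n|^2+2sy_j(n)\bigr)ds,\qquad M(n):=2G'(|n|^2)\ge0 .
\]
In $M_j(n)$ the argument of $G'$ lies between $|n|^2$ and $|n+e_j|^2$, and in $M_j(n-e_j)$ between $|n-e_j|^2$ and $|n|^2$. These intervals have length $O(\langle n\rangle)$, so
\begin{equation}\label{eq:M}
|M_j(n)-M(n)|+|M_j(n-e_j)-M(n)|\le C\alpha\langle n\rangle^{-2}.
\end{equation}
The function $x\mapsto g(\langle x\rangle)$ has gradient bounded by $\alpha$ and Hessian $O(\alpha/\langle x\rangle)$, so
\begin{equation}\label{eq:delta}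
|\delta_j|\le\alpha,\qquad|\delta_j(n\pm e_k)-\delta_j(n)|\le C\alpha\langle n\rangle^{-1}.
\end{equation}

\emph{The conjugate operator.} Let $S(t)=\sinh t/t$, which satisfies $|S(t)-1|\le Ct^2$ and $|S'(t)|\le C|t|$ for $|t|\le1$, and let $z_j=y_jS(\delta_j)$, so that $\sinh\delta_j=M_jz_j$. To have bounded operators, put $\chi_\varepsilon(n)=\chi(\varepsilon|n|)$ and
\[
D_\varepsilon=-i\sum_j(\chi_\varepsilon z_jT_j-T_j^*\chi_\varepsilon z_j),\qquad D_\varepsilon^0=-i\sum_j(\chi_\varepsilon y_jT_j-T_j^*\chi_\varepsilon y_j).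
\]
Both are bounded and self-adjoint. Since $\chi'(\varepsilon|x|)=0$ for $\varepsilon|x|>2$, the gradient of $\chi(\varepsilon|x|)(x_j+\frac12)$ is bounded uniformly in $\varepsilon$, and $|n||\chi_\varepsilon(n-e_j)-\chi_\varepsilon(n)|\le C$.

Let $v=e^\psi u\in\ell^2$ and let $A,B$ be as in \eqref{eq:AB}. Then $Av=(E-V)v-iBv$. Since $\langle v,D_\varepsilon v\rangle$ is real,
\begin{equation}\label{eq:identity}
\langle v,i[A,D_\varepsilon]v\rangle=-2\operatorname{Im}\langle Av,D_\varepsilon v\rangle=2\operatorname{Im}\langle Vv,D_\varepsilon v\rangle-2\operatorname{Re}\langle Bv,D_\varepsilon v\rangle .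
\end{equation}
Write $A=H_0+A'$ with $A'=-\sum_j(a_jT_j+T_j^*a_j)$, $a_j=\cosh\delta_j-1$, and $\|v\|_{\mathrm{loc}}^2=\sum_{|n|\le R+1}|v(n)|^2$.

\emph{The left side of \eqref{eq:identity}.} Decompose $[A,D_\varepsilon]=[H_0,D_\varepsilon^0]+[H_0,D_\varepsilon-D_\varepsilon^0]+[A',D_\varepsilon]$ and use \eqref{eq:comm}. The coefficients of $[H_0,D^0_\varepsilon]$ are sums of first differences of translates of $\chi_\varepsilon y_j$. They are bounded uniformly in $\varepsilon$ and converge pointwise to those of $[H_0,D^0]$, so by dominated convergence and \eqref{eq:virial}, $\langle v,i[H_0,D_\varepsilon^0]v\rangle\to\|Wv\|^2$ as $\varepsilon\to0$. The operator $D_\varepsilon-D_\varepsilon^0$ has coefficients $\chi_\varepsilon y_j\cdot(S(\delta_j)-1)$, up to translation and factors $\pm i$. The first factor is $O(\langle n\rangle)$ with bounded differences, and by \eqref{eq:delta} the second is $O(\alpha^2)$ with differences $O(\alpha^2/\langle n\rangle)$. So the product has differences $O(\alpha^2)$, and $\|[H_0,D_\varepsilon-D^0_\varepsilon]\|\le C\alpha^2$.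 It also follows that the coefficients of $D_\varepsilon$ are $O(\langle n\rangle)$ with bounded differences. By \eqref{eq:delta}, $a_j=O(\alpha^2)$ with differences $O(\alpha^2/\langle n\rangle)$, so $\|[A',D_\varepsilon]\|\le C\alpha^2$.

\emph{The term with $B$.} For $|n|\ge2N+1$ we have $M(n)=0$ and $\delta_j(n)=\delta_j(n-e_j)=0$, so $M$ and $Bv$ are supported in $|n|<2N+1$. If $\varepsilon(2N+2)\le1$, then on this set $D_\varepsilon v=Dv$, where $D$ is given by the same expression with $\chi_\varepsilon$ replaced by $1$. From $\sinh\delta_j=M_jz_j$,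
\begin{multline*}
(Bv-MDv)(n)=-i\sum_j\Bigl[\bigl(M_j(n)-M(n)\bigr)z_j(n)v(n+e_j)\\-\bigl(M_j(n-e_j)-M(n)\bigr)z_j(n-e_j)v(n-e_j)\Bigr],
\end{multline*}
which by \eqref{eq:M} is at most $C\alpha\langle n\rangle^{-1}\sum_{j,\pm}|v(n\pm e_j)|$ in modulus, while $|Dv(n)|\le C\langle n\rangle\sum_{j,\pm}|v(n\pm e_j)|$. Therefore
\[
\operatorname{Re}\langle Bv,D_\varepsilon v\rangle\ge\sum_nM(n)|Dv(n)|^2-C\alpha\|v\|^2\ge-C\alpha\|v\|^2 .
\]

\emph{The term with $V$.} Both $(\chi_\varepsilon z_j)(n)$ and $(\chi_\varepsilon z_j)(n-e_j)$ differ from $\chi_\varepsilon(n)n_j$ by at most $C(1+\alpha^2\langle n\rangle)$, because $z_j(n)$ and $z_j(n-e_j)$ equal $n_j\pm\frac12+O(\alpha^2\langle n\rangle)$ and $|n||\chi_\varepsilon(n-e_j)-\chi_\varepsilon(n)|\le C$. Since $|\sum_jn_jW_jv(n)|\le|n||Wv(n)|$,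
\[
|D_\varepsilon v(n)|\le|n|\,|Wv(n)|+C(1+\alpha^2\langle n\rangle)\sum_{j,\pm}|v(n\pm e_j)| .
\]
For $|n|\ge R$ use $|n||V_n|\le q'$, $|V_n|\le q'/R$ and $\langle n\rangle|V_n|\le2q'$; the sites $|n|<R$ contribute at most $C_R\|v\|_{\mathrm{loc}}^2$. Thus
\[
2|\langle Vv,D_\varepsilon v\rangle|\le2q'\|v\|\|Wv\|+C(R^{-1}+\alpha^2)\|v\|^2+C_R\|v\|_{\mathrm{loc}}^2 .
\]

\emph{Upper bound for the velocity.} Insert these estimates in \eqref{eq:identity} and let $\varepsilon\to0$. With $\mu=C(\alpha+R^{-1})$,
\[
\|Wv\|^2\le2q'\|v\|\|Wv\|+\mu\|v\|^2+C_R\|v\|_{\mathrm{loc}}^2 .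
\]
If $X^2\le p_1X+p_2$ with $p_1,p_2\ge0$, then $X\le p_1+\sqrt{p_2}$. Hence
\begin{equation}\label{eq:upper}
\|Wv\|\le(2q'+\sqrt\mu)\|v\|+C_R\|v\|_{\mathrm{loc}} .
\end{equation}

\emph{Lower bound for the velocity.} Here we use that $E$ is not a threshold. The compact set $\{\theta:\sum_j\sin^2\theta_j\le\gamma'^2\}$ is disjoint from $\{\omega=E\}$ by \eqref{eq:gammadef}, so $(\omega-E)^2$ is bounded below on it, and there is $C_2$ with $4\sum_j\sin^2\theta_j\ge4\gamma'^2-C_2(\omega(\theta)-E)^2$ on $\mathbb T^d$. By Plancherel's theorem, $\|Wv\|^2\ge4\gamma'^2\|v\|^2-C_2\|(H_0-E)v\|^2$. Now $(H_0-E)v=-(A'+iB+V)v$ with $\|A'\|\le C\alpha^2$, $\|B\|\le C\alpha$ and $\|Vv\|^2\le CR^{-2}\|v\|^2+C_R\|v\|_{\mathrm{loc}}^2$. Enlarging the constant in $\mu$, we get $4\gamma'^2\|v\|^2\le\|Wv\|^2+\mu\|v\|^2+C_R\|v\|_{\mathrm{loc}}^2$, so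
\begin{equation}\label{eq:lower}
2\gamma'\|v\|\le\|Wv\|+\sqrt\mu\,\|v\|+C_R\|v\|_{\mathrm{loc}} .
\end{equation}

\emph{Conclusion.} By \eqref{eq:upper} and \eqref{eq:lower}, $2(\gamma'-q'-\sqrt\mu)\|v\|\le C_R\|v\|_{\mathrm{loc}}$. Fix $R$ large and $\alpha$ small so that $2\sqrt\mu<\gamma'-q'$. Since $\psi(n)\le\alpha\langle n\rangle\le\alpha(R+2)$ for $|n|\le R+1$, we obtain $\|e^\psi u\|\le C_Re^{\alpha(R+2)}\|u\|$ for all $N$. As $N\to\infty$, $\psi(n)$ increases to $\alpha\langle n\rangle$, and monotone convergence gives $e^{\alpha\langle n\rangle}u\in\ell^2$. \qed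

\subsection{The minimal velocity and the proof of Theorem~\ref{thm:strong}(a)}

Let $E_k<E<E_{k+1}$ and $\lambda=-E/2\in(d-2k-2,d-2k)$. In the variables $c_j=\cos\theta_j$,
\[
\gamma(E)^2=d-\max\Bigl\{\sum_jc_j^2:\ c\in[-1,1]^d,\ \sum_jc_j=\lambda\Bigr\}.
\]
At a maximum point at most one coordinate lies in $(-1,1)$: if $c_j$ and $c_{j'}$ both did, the strictly convex function $t\mapsto(c_j+t)^2+(c_{j'}-t)^2$ would have a local maximum at $t=0$. So $d-1$ coordinates are $\pm1$, with some sum $m\equiv d-1\pmod 2$, and the remaining one is $\lambda-m\in[-1,1]$. The only integer of this parity within distance $1$ of $\lambda$ is $m=d-2k-1$. Hence $\gamma(E)^2=1-(\lambda-m)^2=(m+1-\lambda)(\lambda-m+1)$, and since $E_k=-2(m+1)$ and $E_{k+1}=-2(m-1)$, this equals $\frac14(E-E_k)(E_{k+1}-E)$.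

Finally, under the hypotheses of Theorem~\ref{thm:strong}(a), Proposition~\ref{prop:decay} gives $e^{\alpha|n|}u\in\ell^2$ for some $\alpha>0$, and $V_n=O(|n|^{-1})=o(|n|^{-1/2})$. By part (b), $u=0$. This proves Theorem~\ref{thm:strong}(a), and Theorem~\ref{thm:main} follows. \qed

\begin{thebibliography}{1}

\bibitem{DZ}
David Damanik, Zhiyan Zhao,
\emph{Ballistic Transport for Discrete Multi-Dimensional Schr\"odinger Operators With Decaying Potential},
arXiv:2507.04988 (2025).

\end{thebibliography}
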